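\title{Facet Bell inequalities from outcome equalities with a perfect quantum strategy}

\begin{abstract}
Consider a bipartite Bell scenario with $m$ settings and $k$ outcomes per party in which only the probabilities $p(a=b|x,y)$ that the two outcomes agree may enter a Bell inequality. Faleiro, Hirsch, Zambrini Cruzeiro and Gisin conjectured that every facet inequality of the resulting local polytope, other than positivity, has local, quantum, no-signalling and unrestricted bounds satisfying $L<Q<NS=S$. We show that this is false: for every $k\ge4$ and every $m\ge m_0(k)=2k^2+10k-18$ there is a facet with $L=m_0(k)-2$ and $Q=NS=S=m_0(k)$. For $k=4$ and $m=54$ this gives $L=52$ and $Q=NS=S=54$. The inequality tests an edge coloring of the $3\times3$ rook's graph that is impossible by parity but is carried out by projective measurements on a maximally entangled state of local dimension $4$. We also prove the conjecture for $k=2$, and its part $Q<NS=S$ for $k\ge m+1$.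
\end{abstract}

\section{The question and the results}\label{sec:intro}

Write $[n]=\{1,\dots,n\}$. In the bipartite Bell scenario $(2,m,k)$, Alice chooses a setting $x\in[m]$, Bob chooses a setting $y\in[m]$, and they obtain outcomes $a,b\in[k]$, where $k\ge2$. A \emph{behavior} is a family of probability distributions $p(a,b|x,y)$ on $[k]^2$, one for each pair $(x,y)$. A behavior is
\begin{itemize}
\item \emph{local} if $p(a,b|x,y)=\int_\Lambda \Pi(\lambda)\,p_A(a|x,\lambda)\,p_B(b|y,\lambda)\,d\lambda$ for a probability density $\Pi$ and conditional distributions $p_A$, $p_B$;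
\item \emph{quantum} if $p(a,b|x,y)=\mathrm{tr}(\rho\,A^x_a\otimes B^y_b)$ for a state $\rho$ and POVMs $\{A^x_a\}_a$, $\{B^y_b\}_b$ (positive operators summing to the identity) on Hilbert spaces of arbitrary dimension;
\item \emph{no-signalling} if $\sum_b p(a,b|x,y)$ does not depend on $y$ and $\sum_a p(a,b|x,y)$ does not depend on $x$.
\end{itemize}
In a Bell scenario ``for smells'' the outcomes can be compared but nothing else about them is recorded. The accessible data are the numbers
\[
p_{xy}=p(a=b|x,y)=\sum_{c=1}^k p(c,c|x,y),
\]
which form the \emph{reduced behavior} $p=(p_{xy})\in[0,1]^{m^2}$. The convex hull of the reduced behaviors of local behaviors is the polytope $\mathcal L_\Sigma(2,m,k)$. A linear functional $I=\sum_{x,y}\alpha_{xy}\,p_{xy}$ has four bounds $L,Q,NS,S$, its suprema over local, quantum, no-signalling and all behaviors. The inequality $I\le L$ is a \emph{facet inequality} if $\mathcal L_\Sigma\cap\{I=L\}$ is a facet of $\mathcal L_\Sigma$, and a \emph{positivity} facet inequality if it is equivalent to $p_{xy}\ge0$ or to $1-p_{xy}\ge0$ for some pair $(x,y)$. Always $L\le Q\le NS\le S$, and it is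 known that $NS=S$ for every functional of this kind; Section~\ref{sec:prelim} recalls the reasons.

Without constraints the numbers $p_{xy}$ range independently over $[0,1]$, so
\begin{equation}\label{eq:S}
S=\sum_{x,y}\max(\alpha_{xy},0),
\end{equation}
and $I(p)=S$ holds exactly when $p_{xy}=1$ wherever $\alpha_{xy}>0$ and $p_{xy}=0$ wherever $\alpha_{xy}<0$. We call such a $p$ \emph{perfect for $\alpha$}. The signs of $\alpha$ are thus a list of demands, ``agree'' and ``differ'', and a bound equals $S$ when all demands can be met at once, or approached.

\begin{example}\label{ex:chsh}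
Let $m=k=2$ and $I=p_{11}+p_{12}+p_{21}-p_{22}$, so $S=3$. If outcomes are assigned in advance and the three demands ``agree'' are met, all four settings carry the same outcome and the demand ``differ'' fails; hence $L=2$. In the coordinates $2p_{xy}-1$, listed in the order $11,12,21,22$, the value $I=2$ is taken at the local points $(1,1,1,1)$, $(1,1,-1,-1)$, $(1,-1,1,-1)$, $(-1,1,1,-1)$. These are orthogonal, hence affinely independent, so $I\le2$ is a facet inequality. Example~\ref{ex:chsh2} gives $Q=1+\sqrt2$, and so $L<Q<NS=S$.
\end{example}

Faleiro, Hirsch, Zambrini Cruzeiro and Gisin \cite{FHZG} verified $L<Q<NS=S$ for all bipartite facet inequalities that they enumerated, positivity excepted, and conjectured that this always holds: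
\begin{quote}
\emph{for all $m$ and $k$, every facet inequality of $\mathcal L_\Sigma(2,m,k)$ other than a positivity facet satisfies $L<Q<NS=S$.}
\end{quote}
The guess $Q<S$ has a natural source. Perfect agreement is transitive for quantum strategies just as for local ones, so a chain of demands ``agree'' closed up by one demand ``differ'', as in Example~\ref{ex:chsh}, cannot be met. With two outcomes ``differ'' is ``agree'' after relabeling, and with many outcomes demands ``differ'' between unlinked settings cost nothing. In both regimes transitivity is the whole story.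

\begin{theorem}\label{thm:two}
For $k=2$ and every $m$, every non-positivity facet inequality of $\mathcal L_\Sigma(2,m,2)$ satisfies $L<Q<NS=S$.
\end{theorem}

\begin{theorem}\label{thm:many}
If $k\ge m+1$, every non-positivity facet inequality of $\mathcal L_\Sigma(2,m,k)$ satisfies $Q<NS=S$.
\end{theorem}

In between, the demands ``differ'' pose a graph coloring problem with $k$ colors, and there the conjecture fails.

\begin{theorem}\label{thm:main}
For every $k\ge4$ and every $m\ge m_0(k):=2k^2+10k-18$, the polytope $\mathcal L_\Sigma(2,m,k)$ has a non-positivity facet inequality $I\le L$ with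
\[
L=m_0(k)-2\;<\;Q=NS=S=m_0(k).
\]
The bound $Q$ is attained with $\rho$ a maximally entangled state of local dimension $4$. For $k=4$ one has $m_0=54$, $L=52$ and $Q=NS=S=54$.
\end{theorem}

We do not settle the case $k=3$ with $m\ge3$, the optimal $m$ in Theorem~\ref{thm:main}, or whether $L<Q$ holds for all non-positivity facets when $k\ge3$.

Theorems~\ref{thm:two} and~\ref{thm:many} are proved in Section~\ref{sec:true}. Section~\ref{sec:coloring} attaches an inequality to any graph and gives criteria for $Q=S$ and for the facet property. Section~\ref{sec:rook} constructs the graph and the quantum strategy, and Section~\ref{sec:rigid} verifies the facet criterion, which is the main work.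

\section{Colorings, faces and the outer bounds}\label{sec:prelim}

A \emph{deterministic strategy} is a pair of maps $\omega,\varphi\colon[m]\to[k]$, the outcomes of Alice and of Bob, which we call \emph{colors}. Its reduced behavior has $p_{xy}=1$ if $\omega(x)=\varphi(y)$ and $p_{xy}=0$ otherwise. For fixed $\lambda$, drawing all colors independently from $p_A(\cdot|x,\lambda)$ and $p_B(\cdot|y,\lambda)$ writes a product behavior as a mixture of deterministic ones. Hence $\mathcal L_\Sigma$ is the convex hull of the finitely many deterministic points, $L$ is attained at one of them, and the face $\mathcal L_\Sigma\cap\{I=L\}$ is the convex hull of the \emph{optimal} ones, those with $I=L$.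

Deterministic strategies are quantum (in dimension one), which gives $L\le Q$. Quantum behaviors are no-signalling because POVM elements sum to the identity, which gives $Q\le NS$. For $NS=S$, note that every $q\in[0,1]^{m^2}$ is the reduced behavior of $p(a,b|x,y)=\frac1k\big(q_{xy}\,\delta_{b,a}+(1-q_{xy})\,\delta_{b,a+1}\big)$, with $a+1$ read modulo $k$, whose marginals are uniform.

The following identity isolates one coefficient of a functional.

\begin{lemma}[second differences]\label{lem:sd}
Let $\Psi=\sum g_{xy}p_{xy}$. Fix a deterministic strategy, a setting $x$ of Alice, a setting $y$ of Bob and colors $c\ne c'$. If $\Psi$ takes the same value on the four strategies obtained by giving $x$ and $y$ colors in $\{c,c'\}$, all other colors being kept, then $g_{xy}=0$.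
\end{lemma}

\begin{proof}
Let $\Psi(i,j)$ be the value when $x$ has color $i$ and $y$ has color $j$. Every term of $\Psi$ other than $g_{xy}p_{xy}$ depends on at most one of $i,j$ and cancels in $\Psi(c,c)-\Psi(c,c')-\Psi(c',c)+\Psi(c',c')$, which therefore equals $2g_{xy}$.
\end{proof}

For a nonempty convex set $F\subset\mathbb R^n$, the linear functionals that are constant on $F$ form a space of dimension $n-\dim F$. By Lemma~\ref{lem:sd} only the zero functional is constant on $\mathcal L_\Sigma$, so $\dim\mathcal L_\Sigma=m^2$. This gives the test used throughout: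
\begin{equation}\label{eq:test}
\begin{array}{l}
\text{for $I\ne0$, the inequality $I\le L$ is a facet inequality if and only if every}\\
\text{linear functional constant on $\mathcal L_\Sigma\cap\{I=L\}$ is a multiple of $I$.}
\end{array}
\end{equation}
In particular a facet determines its inequality up to a positive factor. Since each $p_{xy}$ takes both values $0$ and $1$ on $\mathcal L_\Sigma$, a facet inequality is a positivity inequality exactly when $\alpha$ has a single nonzero entry, and then $L=S$. The converse also holds.

\begin{lemma}\label{lem:LS}
A non-positivity facet inequality has $L<S$.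
\end{lemma}

\begin{proof}
If $L=S$, every point of the facet is perfect for $\alpha$. Choose $(x,y)$ with $\alpha_{xy}\ne0$. The coordinate $p_{xy}$ is constant on the facet, hence a multiple of $I$ by \eqref{eq:test}, so $\alpha$ has a single nonzero entry.
\end{proof}

Finally, for the maximally entangled vector $\Phi_d=d^{-1/2}\sum_{i=1}^d |ii\rangle$ and $d\times d$ matrices $A,B$,
\begin{equation}\label{eq:phi}
\langle\Phi_d|A\otimes B|\Phi_d\rangle=\frac1d\sum_{i,j}A_{ij}B_{ij}=\frac1d\,\mathrm{tr}(AB^{T}).
\end{equation}

\section{Two outcomes and many outcomes}\label{sec:true}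

By Lemma~\ref{lem:LS}, to prove $Q<S$ for a non-positivity facet it suffices to turn a perfect quantum point into a perfect deterministic one. Since $Q$ is a supremum over unbounded dimension, we work with the closure $\overline{\mathcal Q}\subset[0,1]^{m^2}$ of the set of quantum reduced behaviors. It is compact, so $Q=S$ holds if and only if $\overline{\mathcal Q}$ contains a point that is perfect for $\alpha$. Points of $\overline{\mathcal Q}$ have representations by vectors in a fixed dimension.

\begin{lemma}\label{lem:vec}
Let $p\in\overline{\mathcal Q}$, and let $\mathbb B$ be the closed unit ball of $\mathbb R^{2m}$.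
\begin{enumerate}
\item[(a)] There are $\xi_x,\eta_y\in\mathbb B$ with $p_{xy}=\langle\xi_x,\eta_y\rangle$ for all $x,y$.
\item[(b)] If $k=2$, there are $\xi_x,\eta_y\in\mathbb B$ with $2p_{xy}-1=\langle\xi_x,\eta_y\rangle$ for all $x,y$.
\end{enumerate}
\end{lemma}

\begin{proof}
The matrices $(\langle\xi_x,\eta_y\rangle)_{x,y}$ with $\xi_x,\eta_y\in\mathbb B$ form a compact set, so we may assume that $p$ comes from $\rho$, $A^x_a$, $B^y_b$. Use the real inner product $\langle X,Y\rangle=\mathrm{Re}\,\mathrm{tr}(X^*Y)$ on Hilbert--Schmidt operators; $\rho^{1/2}$ is a unit vector. For bounded self-adjoint $A,B$,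
\[
\big\langle (A\otimes\mathrm{Id})\rho^{1/2},(\mathrm{Id}\otimes B)\rho^{1/2}\big\rangle=\mathrm{tr}(\rho\,A\otimes B),\qquad \big\|(A\otimes\mathrm{Id})\rho^{1/2}\big\|^2=\mathrm{tr}(\rho\,A^2\otimes\mathrm{Id}).
\]
For (a) take $\xi_x=\bigoplus_c(A^x_c\otimes\mathrm{Id})\rho^{1/2}$ and $\eta_y=\bigoplus_c(\mathrm{Id}\otimes B^y_c)\rho^{1/2}$ in the direct sum of $k$ copies of this space. Then $\langle\xi_x,\eta_y\rangle=p_{xy}$, and $(A^x_c)^2\le A^x_c$ gives $\|\xi_x\|^2\le\sum_c\mathrm{tr}(\rho\,A^x_c\otimes\mathrm{Id})=1$; the same holds for $\eta_y$. For (b) take $\xi_x=((A^x_1-A^x_2)\otimes\mathrm{Id})\rho^{1/2}$ and $\eta_y=(\mathrm{Id}\otimes(B^y_1-B^y_2))\rho^{1/2}$. Here $(A^x_1-A^x_2)^2\le\mathrm{Id}$, and the inner product is $p(a=b|x,y)-p(a\ne b|x,y)=2p_{xy}-1$. In both cases the real span of the $2m$ vectors embeds isometrically in $\mathbb R^{2m}$.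
\end{proof}

For $\xi,\eta\in\mathbb B$, equality in the Cauchy--Schwarz inequality shows that $\langle\xi,\eta\rangle=\pm1$ forces $\|\xi\|=1$ and $\eta=\pm\xi$. This is the transitivity of perfect agreement.

\begin{proof}[Proof of Theorem~\ref{thm:many}]
Suppose $Q=S$, let $p\in\overline{\mathcal Q}$ be perfect for $\alpha$, and take vectors as in Lemma~\ref{lem:vec}(a). Let $\Gamma$ be the bipartite graph on the $2m$ settings whose edges are the pairs with $\alpha_{xy}>0$. Along an edge, $\xi_x=\eta_y$ is a unit vector, so all settings in a component of $\Gamma$ with an edge carry the same unit vector. If $x$ and $y$ lie in one component, then $p_{xy}=1$, and so $\alpha_{xy}\ge0$.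

Let $h$ be the number of components that contain an edge. Give each of them its own color, give all isolated settings of Alice one further color, and all isolated settings of Bob another. Each of the $h$ components contains a setting of each party, so $h\le m$. If $h=m$ there is no isolated setting and $m$ colors are used; otherwise at most $h+2\le m+1$ are used. As $k\ge m+1$, this is a deterministic strategy. It has $p_{xy}=1$ on the edges of $\Gamma$. If $\alpha_{xy}<0$, then $x$ and $y$ lie in different components and have different colors, also when both are isolated. The strategy is perfect, so $L=S$, against Lemma~\ref{lem:LS}.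
\end{proof}

Now let $k=2$ and put $C_{xy}=2p_{xy}-1$ and $J=\sum\alpha_{xy}C_{xy}=2I-\sum\alpha_{xy}$. Deterministic points are $C_{xy}=s_xt_y$ with signs $s_x,t_y=\pm1$. Quantum points include all $C_{xy}=\langle\xi_x,\eta_y\rangle$ with unit vectors in $\mathbb R^2$. Indeed, for a unit vector $\xi$ the matrix $O_\xi=\xi_1Z+\xi_2X$, with $Z,X$ the real Pauli matrices, is real symmetric with $O_\xi^2=\mathrm{Id}$; measuring $(\mathrm{Id}\pm O_{\xi_x})/2$ and $(\mathrm{Id}\pm O_{\eta_y})/2$ on $\Phi_2$ gives $C_{xy}=\frac12\mathrm{tr}(O_{\xi_x}O_{\eta_y})=\langle\xi_x,\eta_y\rangle$ by \eqref{eq:phi}. The idea for $L<Q$ is to place two optimal sign vectors of Bob along the two axes of the plane.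

\begin{example}\label{ex:chsh2}
In Example~\ref{ex:chsh}, $J=C_{11}+C_{12}+C_{21}-C_{22}=2I-2$ has local bound $2$. Against $t=(1,1)$ the best reply of Alice collects $(2,0)$ from the two rows of $\alpha$, and against $t'=(1,-1)$ it collects $(0,2)$. With $\eta_y=(t_y,t'_y)/\sqrt2$ we have $\eta_1+\eta_2=(\sqrt2,0)$ and $\eta_1-\eta_2=(0,\sqrt2)$, so $\xi_1=(1,0)$, $\xi_2=(0,1)$ give $J=2\sqrt2$. Conversely, Lemma~\ref{lem:vec}(b) and the parallelogram law give $J\le\|\eta_1+\eta_2\|+\|\eta_1-\eta_2\|\le\big(4\|\eta_1\|^2+4\|\eta_2\|^2\big)^{1/2}\le2\sqrt2$. Thus $Q=1+\sqrt2$. The gain comes from the fact that the two strategies distribute the same total differently over the rows.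
\end{example}

\begin{proof}[Proof of Theorem~\ref{thm:two}]
\emph{$L<Q$.} Suppose $L=Q$ and let $J_{\max}$ be the common bound of $J$. Let $(s,t)$ and $(s',t')$ be optimal deterministic strategies, with row contributions $r_x=s_x\sum_y\alpha_{xy}t_y$ and $r'_x=s'_x\sum_y\alpha_{xy}t'_y$. They are nonnegative, since otherwise flipping $s_x$ or $s'_x$ would increase $J$, and $\sum_xr_x=\sum_xr'_x=J_{\max}$. Put $\eta_y=(t_y,t'_y)/\sqrt2$. The vector $\sum_y\alpha_{xy}\eta_y=(s_xr_x,s'_xr'_x)/\sqrt2$ has norm $\sqrt{(r_x^2+r_x'^2)/2}$; let $\xi_x$ be the unit vector in its direction, or any unit vector if it vanishes. The resulting quantum point has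
\[
J=\sum_x\sqrt{\frac{r_x^2+r_x'^2}{2}}\;\ge\;\sum_x\frac{r_x+r'_x}{2}=J_{\max},
\]
with strict inequality unless $r_x=r'_x$ for all $x$. Since $J\le J_{\max}$, each row contribution $\sum_y\alpha_{xy}C_{xy}$ has the same value at all optimal deterministic points and is constant on the facet. Here the facet hypothesis enters: choose a row $x_0$ of $\alpha$ that is not zero; by \eqref{eq:test} the nonzero functional $\sum_y\alpha_{x_0y}p_{x_0y}$ is a multiple of $I$, so $\alpha$ is supported in row $x_0$. Exchanging the roles of Alice and Bob, $\alpha$ is supported in one column, hence in one entry. This is a positivity facet, which was excluded.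

\emph{$Q<S$.} Suppose $p\in\overline{\mathcal Q}$ is perfect for $\alpha$, and take vectors as in Lemma~\ref{lem:vec}(b). Then $\langle\xi_x,\eta_y\rangle=\mathrm{sgn}\,\alpha_{xy}$, so $\eta_y=\mathrm{sgn}(\alpha_{xy})\,\xi_x$ is a unit vector whenever $\alpha_{xy}\ne0$. In each component with an edge of the bipartite graph $\{\alpha_{xy}\ne0\}$ all vectors are therefore $\pm\zeta$ for one unit vector $\zeta$. Writing $\xi_x=s_x\zeta$, $\eta_y=t_y\zeta$ there, and choosing any signs at isolated settings, we get $s_xt_y=\mathrm{sgn}\,\alpha_{xy}$ on the support of $\alpha$. So $L=S$, against Lemma~\ref{lem:LS}.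
\end{proof}

For $k=2$ the value $p_{xy}=0$ makes two vectors antipodal, which is as rigid as making them equal. For general $k$ it only makes the vectors of Lemma~\ref{lem:vec}(a) orthogonal, and this is the room that the counterexample uses.

\section{The inequality of a graph}\label{sec:coloring}

Let $G=(V,E)$ be a finite simple graph and let $m\ge\max(|V|,|E|)$. We want an inequality that asks Bob's outcomes to be a proper coloring of $G$. Two settings of Bob are never compared directly, so for each edge we use a setting of Alice that must agree with one end and differ from the other. Identify $V$ with a set of settings of Bob and $E$ with a set of settings of Alice; the remaining settings are \emph{dummies}. Fix an ordering $(u_f,v_f)$ of the ends of each $f\in E$ and put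
\[
I_G=\sum_{f\in E}\big(p_{f,u_f}-p_{f,v_f}\big).
\]
By \eqref{eq:S}, $S=|E|$. For a coloring $\varphi\colon V\to[k]$ let $\mathrm{mono}(\varphi)$ be the set of edges whose ends have the same color. Let $\mu$ be the minimum of $|\mathrm{mono}(\varphi)|$, and call $\varphi$ \emph{tight} if it attains $\mu$.

\begin{lemma}\label{lem:local}
The local bound of $I_G$ is $L=|E|-\mu$. A deterministic strategy $(\omega,\varphi)$ is optimal if and only if $\varphi|_V$ is tight and $\omega(f)=\varphi(u_f)$ for all $f\in E\setminus\mathrm{mono}(\varphi|_V)$. The colors $\omega(f)$ for $f\in\mathrm{mono}(\varphi|_V)$ and the colors of dummies are arbitrary.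
\end{lemma}

\begin{proof}
If $\varphi(u_f)=\varphi(v_f)$, the term of $f$ is $0$ for every $\omega(f)$. Otherwise it is at most $1$, with equality if and only if $\omega(f)=\varphi(u_f)$.
\end{proof}

A \emph{projective $k$-coloring of $G$ in dimension $d$} is a family of real symmetric $d\times d$ projections $P^v_c$ ($v\in V$, $c\in[k]$) with $\sum_cP^v_c=\mathrm{Id}$ for all $v$ and $P^u_cP^v_c=0$ for all $c$ and all $\{u,v\}\in E$. For $d=1$ this is a proper coloring.

\begin{lemma}\label{lem:quantum}
If $G$ has a projective $k$-coloring in dimension $d$, then $I_G$ has $Q=NS=S=|E|$, and $Q$ is attained with the state $\Phi_d$.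
\end{lemma}

\begin{proof}
Alice measures $\{P^{u_f}_c\}_c$ on setting $f$, Bob measures $\{P^v_c\}_c$ on setting $v$, and the measurements on dummies are arbitrary. By \eqref{eq:phi}, $p_{f,v}=\frac1d\sum_c\mathrm{tr}(P^{u_f}_cP^v_c)$, which is $1$ for $v=u_f$ and $0$ for $v=v_f$. So $I_G=|E|=S$, and $Q\le NS\le S$.
\end{proof}

A graph with a projective $k$-coloring and no proper one gives $L<Q=S$. That alone does not refute the conjecture. The perfect quantum point violates some facet inequality, but that inequality may have nonzero coefficients at entries $p_{f,v}$ strictly between $0$ and $1$, and then the point is not perfect for it. We need $I_G\le L$ itself to be a facet inequality, which is not automatic.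

\begin{example}\label{ex:triangle}
Let $G$ be a triangle, $k=2$, $m=3$. Then $\mu=1$. Up to exchanging the two colors everywhere, which does not change $p$, there are three tight colorings and two choices of $\omega$ for each. Six points span dimension at most $5$, and a facet has dimension $8$.
\end{example}

What makes a face large is the free color $\omega(f)$ on a monochromatic edge. If $\Psi=\sum g_{xy}p_{xy}$ is constant on the face and the color of $f$ moves through $[k]$, the row $g_{f,\cdot}$ is summed over each color class of Bob in turn, and all these sums must agree. For $g\colon V\to\mathbb R$ and $D\subset V$ write $g(D)=\sum_{v\in D}g(v)$.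

\begin{definition}
Let $e\in E$. A function $g\colon V\to\mathbb R$ is \emph{$e$-balanced} if for every tight $\varphi$ with $e\in\mathrm{mono}(\varphi)$ the $k$ sums $g(\varphi^{-1}(c))$, $c\in[k]$, are equal. Their common value is then $\gamma=g(V)/k$, the same for all such $\varphi$. When $\mu=2$, write $e\sim e'$ if $\mathrm{mono}(\varphi)=\{e,e'\}$ for some tight $\varphi$.
\end{definition}

For $e=\{u,v\}$ the function $\mathbf 1_u-\mathbf 1_v$ is $e$-balanced, with $\gamma=0$; it is the row of $I_G$ at $e$, up to sign.

\begin{proposition}\label{prop:facet}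
Suppose that $\mu=2$ and that
\begin{enumerate}
\item[(R1)] every $e=\{u,v\}\in E$ is monochromatic in some tight coloring, and every $e$-balanced function is a multiple of $\mathbf 1_u-\mathbf 1_v$;
\item[(R2)] if $t\colon E\to\mathbb R$ and $\tau\in\mathbb R$ satisfy $t_e+t_{e'}=\tau$ whenever $e\sim e'$, then $t$ is constant.
\end{enumerate}
Then $I_G\le|E|-2$ is a non-positivity facet inequality of $\mathcal L_\Sigma(2,m,k)$ for every $m\ge\max(|V|,|E|)$.
\end{proposition}

\begin{proof}
Let $\Psi=\sum g_{xy}p_{xy}$ take the same value on all optimal strategies. By \eqref{eq:test} we must show that $\Psi$ is a multiple of $I_G$.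

\emph{Dummy columns.} Let $y$ be a dummy of Bob and $x$ any setting of Alice. There is an optimal strategy in which the color of $x$ is free: any one if $x$ is a dummy, and one with $x$ monochromatic if $x\in E$, by (R1). The color of $y$ is free too, so $g_{xy}=0$ by Lemma~\ref{lem:sd}.

\emph{Rows.} Take an optimal strategy in which the color $c$ of $x$ is free. The part of $\Psi$ that depends on $c$ is the sum of $g_{xy}$ over the $y$ of color $c$, and only $y\in V$ contribute. So $g_{x,\cdot}|_V$ has equal sums over the classes of $\varphi|_V$. If $x=f\in E$, this holds for all tight colorings with $f$ monochromatic, so by (R1) $g_{f,\cdot}|_V=t_f(\mathbf 1_{u_f}-\mathbf 1_{v_f})$ for a number $t_f$. If $x$ is a dummy, it holds for all tight colorings, so $g_{x,\cdot}|_V$ is $e$-balanced for every $e$. By (R1) it is a multiple of $\mathbf 1_u-\mathbf 1_v$ for two different edges $\{u,v\}$, which exist since $\mu=2$, and hence it is zero.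

\emph{Weights.} Now $\Psi=\sum_ft_f(p_{f,u_f}-p_{f,v_f})$. On an optimal strategy with monochromatic edges $e,e'$ its value is $\sum_ft_f-t_e-t_{e'}$. So $t_e+t_{e'}$ is the same for all $e\sim e'$, $t$ is constant by (R2), and $\Psi$ is a multiple of $I_G$. Finally $I_G$ has $2|E|>1$ nonzero coefficients.
\end{proof}

\begin{example}\label{ex:K5}
Let $G=K_5$ on $\{1,\dots,5\}$ and $k=3$. Classes of sizes $2,2,1$ give two monochromatic edges and all other size patterns give more, so $\mu=2$, and $e\sim e'$ means that $e,e'$ are disjoint. Let $g$ be $\{1,2\}$-balanced. The classes are $\{1,2\},\{j,l\},\{i\}$ with $\{i,j,l\}=\{3,4,5\}$. The singletons give $g(3)=g(4)=g(5)=\gamma$, the class $\{j,l\}$ gives $2\gamma=\gamma$, so $\gamma=0$ and $g(1)+g(2)=0$. By symmetry (R1) holds. For (R2), along the closed chain $12\sim34\sim15\sim23\sim45\sim12$ the values alternate between $t_{12}$ and $\tau-t_{12}$, and the length is odd, so they all equal $\tau/2$; each other edge is related to one of these: $13\sim45$, $14\sim23$, $24\sim15$, $25\sim34$, $35\sim12$. Hence $I_{K_5}\le8$ is a facet inequality of $\mathcal L_\Sigma(2,m,3)$ for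 $m\ge10$, with $S=10$.
\end{example}

The example shows the two mechanisms that recur below: classes of unequal size force $\gamma=0$, and an odd closed chain forces $t=\tau/2$. But Lemma~\ref{lem:quantum} does not apply to it. On a clique $D$, the projections $P^v_c$, $v\in D$, are mutually orthogonal for each $c$, so $|D|\,\mathrm{Id}=\sum_c\sum_{v\in D}P^v_c\le k\,\mathrm{Id}$. We need a graph whose failure to be $k$-colorable is not caused by a large clique.

\section{The rook's graph and its projective coloring}\label{sec:rook}

A global obstruction of this kind is parity: in a graph with an odd number of nodes no matching covers all nodes. Let $\mathcal R=K_3\,\square\,K_3$ be the $3\times3$ rook's graph. To keep it apart from $G$, we call its vertices \emph{nodes} and its edges \emph{links}. The nodes are the cells of the array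
\[
\begin{array}{ccc}1&2&3\\4&5&6\\7&8&9\end{array}
\]
and two nodes are linked if they lie in a common row or column. The set $V_0$ of the $18$ links consists of the row links $12,13,23,45,46,56,78,79,89$ and the column links $14,17,47,25,28,58,36,39,69$, and every node lies on four links. Permutations of rows, permutations of columns and the transposition $2\leftrightarrow4$, $3\leftrightarrow7$, $6\leftrightarrow8$ are automorphisms of $\mathcal R$; we call them and their products \emph{symmetries}.

For $k=4$ the graph $G$ is the line graph of $\mathcal R$: its vertices are the links, and two links are adjacent if they share a node. A matching has at most four links and $18>4\cdot4$, so four colors do not suffice. Five colors do (Remark~\ref{rem:five}), so for $k\ge5$ we add four links for each new color. Let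
\[
W=\{23,47,56,89\},
\]
a matching that misses only node $1$. For $w\in W$ and $5\le i\le k$ let $w^{(i)}$ be a parallel copy of $w$, and put $W^{(i)}=\{w^{(i)}:w\in W\}$ and
\[
V=V_0\cup W^{(5)}\cup\dots\cup W^{(k)},\qquad |V|=18+4(k-4)=4k+2.
\]
Let $\pi\colon V\to V_0$ be the identity on $V_0$ and send $w^{(i)}$ to $w$. Two distinct elements $z,z'\in V$ are \emph{adjacent} if $\pi(z)$ and $\pi(z')$ share a node; this includes the \emph{parallel} case $\pi(z)=\pi(z')$. Let $E$ be the set of adjacent pairs, $E_0$ the set of those contained in $V_0$, and $G_k=(V,E)$.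

\begin{lemma}\label{lem:count}
$|E|=m_0(k)\ge|V|$, and every coloring $\varphi\colon V\to[k]$ has $|\mathrm{mono}(\varphi)|\ge2$.
\end{lemma}

\begin{proof}
Node $1$ lies on $4$ elements of $V$ and each other node on $k$. Counting pairs node by node counts each parallel pair twice, and each $w\in W$ has $k-3$ preimages under $\pi$. So
\[
|E|=8\binom k2+6-4\binom{k-3}2=(4k^2-4k+6)-(2k^2-14k+24)=2k^2+10k-18,
\]
and $|E|-|V|=2k^2+6k-20>0$ for $k\ge4$. If $D\subset V$ contains $n(D)$ adjacent pairs, deleting one element from each leaves a matching on nine nodes, so $|D|-n(D)\le4$. Summing over the $k$ color classes gives $|V|-|\mathrm{mono}(\varphi)|\le4k$.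
\end{proof}

The four links of $\mathcal R$ at a node form a clique of size four, which suggests an orthogonal basis of $\mathbb R^4$ at each node, with each vector shared by two bases. The $18$ vectors of Cabello, Estebaranz and Garc\'ia-Alcaine \cite{CEG} have this structure. Each line of the following table is a row or a column of $\mathcal R$.
\[
\begin{array}{ll@{\qquad}ll@{\qquad}ll}
12&(0,0,0,1)&13&(0,0,1,0)&23&(0,1,0,0)\\
45&(1,-1,1,-1)&46&(1,-1,-1,1)&56&(1,1,1,1)\\
78&(1,1,-1,1)&79&(1,1,1,-1)&89&(-1,1,1,1)\\
14&(1,1,0,0)&17&(1,-1,0,0)&47&(0,0,1,1)\\
25&(1,0,-1,0)&28&(1,0,1,0)&58&(0,1,0,-1)\\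
36&(1,0,0,-1)&39&(1,0,0,1)&69&(0,1,-1,0)
\end{array}
\]

\begin{lemma}\label{lem:orth}
Adjacent links of $\mathcal R$ have orthogonal vectors.
\end{lemma}

\begin{proof}
Two adjacent row links, or two adjacent column links, lie on one line of the table. In line one the vectors are distinct basis vectors. In lines two and three any two vectors have entries $\pm1$ and differ in exactly two places. In lines four to six the first two vectors have the form $\mathbf e_1\pm\mathbf e_j$ with opposite signs, and the third has support disjoint from both. It remains to pair a row link with a column link at a common node. At node $1,2,3$ the column vectors are supported on the coordinates $\{1,2\},\{1,3\},\{1,4\}$ respectively, and the two row vectors on the complement. At nodes $4$ to $9$ a row vector has entries $\pm1$; it is orthogonal to $\mathbf e_i-\mathbf e_j$ if its entries $i,j$ are equal and to $\mathbf e_i+\mathbf e_j$ if they are opposite. The requirements, met by both row vectors at each node, are: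
\[
\begin{array}{c|c|ll}
\text{node}&\text{row links}&\multicolumn{2}{c}{\text{column link: entries}}\\ \hline
4&45,\,46&14:\ 1,2\text{ opposite}&47:\ 3,4\text{ opposite}\\
5&45,\,56&25:\ 1,3\text{ equal}&58:\ 2,4\text{ equal}\\
6&46,\,56&36:\ 1,4\text{ equal}&69:\ 2,3\text{ equal}\\
7&78,\,79&17:\ 1,2\text{ equal}&47:\ 3,4\text{ opposite}\\
8&78,\,89&28:\ 1,3\text{ opposite}&58:\ 2,4\text{ equal}\\
9&79,\,89&39:\ 1,4\text{ opposite}&69:\ 2,3\text{ equal}
\end{array}
\]
\end{proof}

The table gives one vector per link, while a projective coloring needs a full measurement per link, with orthogonality color by color. We need four isometries of $\mathbb R^4$ that carry every unit vector to an orthonormal basis, and quaternion multiplication provides them.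

\begin{lemma}\label{lem:proj}
$G_k$ has a projective $k$-coloring in dimension $4$.
\end{lemma}

\begin{proof}
Identify $\mathbb R^4$ with the quaternions and let $(q_1,q_2,q_3,q_4)=(1,\mathbf i,\mathbf j,\mathbf k)$. The quaternion norm is multiplicative, so left and right multiplication by a unit quaternion are isometries. For $z\in V_0$ let $\zeta_z$ be the normalized vector of the table, let $P^z_c$ be the projection onto $q_c\zeta_z$ for $c\le4$, and let $P^z_c=0$ for $c\ge5$. Right multiplication by $\zeta_z$ maps the orthonormal basis $q_1,\dots,q_4$ to $q_1\zeta_z,\dots,q_4\zeta_z$, so $\sum_cP^z_c=\mathrm{Id}$. For $z=w^{(i)}$ let $P^z_i=\mathrm{Id}$ and $P^z_c=0$ for $c\ne i$.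

Let $z,z'$ be adjacent. If both lie in $V_0$, left multiplication by $q_c$ gives $\langle q_c\zeta_z,q_c\zeta_{z'}\rangle=\langle\zeta_z,\zeta_{z'}\rangle=0$ by Lemma~\ref{lem:orth}. If $z\in V_0$ and $z'$ is a copy, $z$ uses only colors $c\le4$ and $z'$ only a color $i\ge5$. If both are copies, their superscripts differ, because $W$ is a matching. In all cases $P^z_cP^{z'}_c=0$ for every $c$.
\end{proof}

In the strategy of Lemma~\ref{lem:quantum}, $p_{f,z}=\langle\zeta_{u_f},\zeta_z\rangle^2$ for $u_f,z\in V_0$; for $u_f=12$ and $z=45$ this is $1/4$. So the fractional entries anticipated in Section~\ref{sec:coloring} do occur.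

\section{Tight colorings of $G_k$}\label{sec:rigid}

It remains to show that $\mu=2$ and to verify (R1) and (R2). The symmetries of $\mathcal R$ need not preserve $W$, so for $k\ge5$ they do not act on $G_k$. We therefore work with a family of partitions of $V_0$ on which they do act, and handle the copies by a second group.

A \emph{base partition} is a partition $V_0=U_1\sqcup U_2\sqcup M_1\sqcup M_2$ in which $M_1,M_2$ are matchings with four links and $U_1,U_2$ have five links and contain exactly one adjacent pair each. Symmetries map base partitions to base partitions. The \emph{extension} of a base partition colors its four parts with the colors $1,\dots,4$ and $W^{(i)}$ with color $i$. It has exactly two monochromatic pairs, so by Lemma~\ref{lem:count} $\mu=2$ as soon as one base partition exists, and extensions are tight.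

A \emph{twin permutation} is a permutation $\sigma$ of $V$ with $\pi\sigma=\pi$. It is an automorphism of $G_k$. Hence $\mathrm{mono}(\varphi\circ\sigma^{-1})=\sigma(\mathrm{mono}(\varphi))$, tightness is preserved, $e\sim e'$ implies $\sigma e\sim\sigma e'$, and $g$ is $e$-balanced if and only if $g\circ\sigma^{-1}$ is $\sigma e$-balanced.

\subsection*{Rotating around a 9-cycle}

After $U_1$ and $M_1$ are removed, nine links remain. When they form a Hamiltonian cycle, there are nine ways to complete the partition, and comparing neighboring ones determines a balanced function on the whole cycle.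

\begin{lemma}\label{lem:cycle}
Let $U_1$ be a set of five links with exactly one adjacent pair, let $M_1$ be a four-link matching disjoint from $U_1$, and suppose that the remaining links, in cyclic order $z_1,\dots,z_9$ (indices modulo $9$), form a Hamiltonian cycle of $\mathcal R$. For each $i$ the sets
\[
U_2(i)=\{z_i,z_{i+1},z_{i+3},z_{i+5},z_{i+7}\},\qquad M_2(i)=\{z_{i+2},z_{i+4},z_{i+6},z_{i+8}\}
\]
complete a base partition, and the adjacent pair of $U_2(i)$ is $\{z_i,z_{i+1}\}$. If $g(U_2(i))=g(M_2(i))=\gamma$ for all $i$, then $g$ vanishes on the cycle and $\gamma=0$.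
\end{lemma}

\begin{proof}
Two links of the cycle share a node only if they are consecutive. The cyclic index gaps are $1,2,2,2,2$ in $U_2(i)$ and $2,2,2,3$ in $M_2(i)$, which gives the first claim. Since $U_2(i+1)=M_2(i)\cup\{z_{i+1}\}$, we get $g(z_{i+1})=\gamma-\gamma=0$ for all $i$, and then $\gamma=g(M_2(i))=0$.
\end{proof}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=1.7,every node/.style={circle,draw,fill=white,inner sep=2pt}]
\node (n1) at (0,2) {1}; \node (n2) at (1,2) {2}; \node (n3) at (2,2) {3};
\node (n4) at (0,1) {4}; \node (n5) at (1,1) {5}; \node (n6) at (2,1) {6};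
\node (n7) at (0,0) {7}; \node (n8) at (1,0) {8}; \node (n9) at (2,0) {9};
\draw[line width=2.2pt] (n1)--(n2) (n4)--(n7) (n5)--(n8) (n6)--(n9);
\draw[line width=2.2pt] (n1) to[bend left=35] (n3);
\draw[dashed,thick] (n2)--(n5) (n7)--(n8);
\draw[dashed,thick] (n4) to[bend left=35] (n6);
\draw[dashed,thick] (n3) to[bend left=35] (n9);
\draw (n1)--(n4) (n4)--(n5) (n5)--(n6) (n6)--(n3) (n3)--(n2) (n8)--(n9);
\draw (n2) to[bend left=35] (n8);
\draw (n9) to[bend left=35] (n7);
\draw (n7) to[bend left=35] (n1);
\end{tikzpicture}
\caption{The 18 links of the $3\times3$ rook's graph, split into five links with one adjacent pair (heavy: $12,13,47,58,69$), a matching (dashed: $25,39,46,78$) and the Hamiltonian cycle $1\,4\,5\,6\,3\,2\,8\,9\,7$ (thin). Splitting the odd cycle into two classes leaves one adjacent pair, which can be placed at any of the nine nodes.}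
\label{fig:rook}
\end{figure}

For a node $n$ let $\mathrm{row}_n$ be the pair of row links at $n$ and $\mathrm{col}_n$ the pair of column links at $n$. The other elements of $E_0$ are the \emph{mixed} pairs, one row link and one column link at a common node. Row and column permutations act transitively on nodes, and the transposition exchanges $\mathrm{row}_1$ and $\mathrm{col}_1$, so every $\mathrm{row}_n$ and $\mathrm{col}_n$ is an image of $\mathrm{row}_1$. A mixed pair is given by a node, a second column and a second row, so row and column permutations act transitively on mixed pairs.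

The next lemma makes no assumption on $g(U_1)$, because $U_1$ will be modified when we treat parallel pairs.

\begin{lemma}\label{lem:base}
Let $e\in E_0$. There is a base partition with $e\subset U_1$. If $g\colon V_0\to\mathbb R$ and $\gamma\in\mathbb R$ satisfy $g(U_2)=g(M_1)=g(M_2)=\gamma$ for every base partition with $e\subset U_1$, then $\gamma=0$ and $g=0$ on $V_0\setminus e$.
\end{lemma}

\begin{proof}
The statement is carried from $e$ to its images by the symmetries, so it suffices to treat $e=\{12,13\}$ and $e=\{12,14\}$. A cycle is written as its sequence of nodes.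

\emph{The pair $e=\{12,13\}$.} Take $U_1=\{12,13,47,58,69\}$ with either of
\[
\begin{array}{ll}
M_1=\{25,39,46,78\},&\text{remaining cycle }1\,4\,5\,6\,3\,2\,8\,9\,7,\\
M_1=\{28,36,45,79\},&\text{remaining cycle }1\,4\,6\,5\,2\,3\,9\,8\,7.
\end{array}
\]
The first is drawn in Figure~\ref{fig:rook}, and the second is its image under the exchange of the last two columns. The two matchings are disjoint, so each of the $13$ links outside $U_1$ lies on one of the cycles. By Lemma~\ref{lem:cycle}, $\gamma=0$ and $g=0$ except possibly on $12,13,47,58,69$. To reach the last three links we use two base partitions that move them out of $U_1$: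
\[
\begin{array}{llll}
U_1&M_1&M_2&U_2\\ \hline
12,13,47,56,89\quad&23,45,69,78\quad&14,36,58,79\quad&25,28,17,39,46\\
12,13,46,58,79&23,47,56,89&14,25,69,78&36,39,17,28,45
\end{array}
\]
In the first line $g(M_1)=0$ gives $g(69)=0$ and $g(M_2)=0$ gives $g(58)=0$. In the second line $g(M_1)=0$ gives $g(47)=0$.

\emph{The pair $e=\{12,14\}$.} Take $U_1=\{12,14,36,58,79\}$ with either of
\[
\begin{array}{ll}
M_1=\{23,47,56,89\},&\text{remaining cycle }1\,3\,9\,6\,4\,5\,2\,8\,7,\\
M_1=\{23,45,69,78\},&\text{remaining cycle }1\,3\,9\,8\,2\,5\,6\,4\,7.
\end{array}
\]
The matchings share only $23$, so Lemma~\ref{lem:cycle} gives $\gamma=0$ and $g=0$ outside $U_1\cup\{23\}$; then $g(M_1)=0$ gives $g(23)=0$. The transposition preserves $e$, hence the hypothesis, and maps $U_1$ to $U_1'=\{12,14,39,56,78\}$. So $g=0$ outside $U_1'$ as well, and $U_1\cap U_1'=e$.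
\end{proof}

\begin{remark}\label{rem:five}
In the last line of the table above, giving the disjoint links $12$ and $36$ a fifth color removes both adjacent pairs. So the line graph of $\mathcal R$ is properly $5$-colorable, and without the copies one would have $L=S$ for $k\ge5$.
\end{remark}

\subsection*{Balanced functions}

\begin{lemma}\label{lem:R1}
$G_k$ has $\mu=2$ and satisfies \textup{(R1)}.
\end{lemma}

\begin{proof}
Base partitions exist, so $\mu=2$. Let $e=\{u,v\}\in E$ and let $g$ be $e$-balanced, with $\gamma=g(V)/k$. We shall use one exchange argument twice. Let $\varphi$ be tight with $e$ monochromatic, let $w\in W$, and suppose that $w,w^{(i)}\notin e$ and $\varphi(w^{(i)})=i\ne\varphi(w)$. The twin transposition $(w\ w^{(i)})$ gives another tight coloring with $e$ monochromatic, in which the class of color $i$ has $w$ in place of $w^{(i)}$. Both class sums equal $\gamma$, so $g(w^{(i)})=g(w)$.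

\emph{Case $\pi(u)\ne\pi(v)$.} A twin permutation moves $u,v$ to $\pi(u),\pi(v)$, so we may assume $e\in E_0$. Extensions of base partitions with $e\subset U_1$ exist by Lemma~\ref{lem:base}; they are tight with $e$ monochromatic. All their class sums equal $\gamma$, so Lemma~\ref{lem:base} gives $\gamma=0$ and $g=0$ on $V_0\setminus e$, and $g(U_1)=0$ gives $g(u)+g(v)=0$. For $w\in W\setminus e$ the exchange argument gives $g(w^{(i)})=g(w)=0$. At most one element $w$ of the matching $W$ lies in the adjacent pair $e$, and for it $g(w^{(i)})=g(W^{(i)})=0$.

\emph{Case $\pi(u)=\pi(v)$,} which occurs only for $k\ge5$. After a twin permutation, $e=\{w_0,w_0^{(5)}\}$ with $w_0\in W$. No extension makes $e$ monochromatic, so we move $w_0$. Fix $z\in V_0$ adjacent to $w_0$. Given a base partition with $\{w_0,z\}\subset U_1$, take its extension and recolor $w_0$ with color $5$. Now $U_1\setminus\{w_0\}$ is a matching, and $W^{(5)}\cup\{w_0\}$ contains the single adjacent pair $e$. The monochromatic pairs are $e$ and the pair in $U_2$, so the coloring is tight. The classes $U_2,M_1,M_2$ are unchanged, so Lemma~\ref{lem:base} for the pair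 $\{w_0,z\}$ gives $\gamma=0$ and $g=0$ on $V_0\setminus\{w_0,z\}$, and $g(U_1\setminus\{w_0\})=0$ gives $g(z)=0$. For $w\in W\setminus\{w_0\}$ the exchange argument gives $g(w^{(i)})=g(w)=0$. The class of color $i\ge6$ then gives $g(w_0^{(i)})=0$, and the class of color $5$ gives $g(w_0)+g(w_0^{(5)})=0$.
\end{proof}

\subsection*{The weights}

\begin{lemma}\label{lem:R2}
$G_k$ satisfies \textup{(R2)}.
\end{lemma}

\begin{proof}
Let $t_e+t_{e'}=\tau$ whenever $e\sim e'$. We show that $t=\tau/2$ everywhere.

\emph{Pairs in $E_0$.} Write $e\approx e'$ if $e,e'$ are the adjacent pairs of $U_1,U_2$ in some base partition. Then $e\approx e'$ implies $e\sim e'$, and $\approx$ is invariant under symmetries. By Lemma~\ref{lem:cycle}, the partition of Figure~\ref{fig:rook} relates $\mathrm{row}_1=\{12,13\}$ to every pair of consecutive links of the cycle $1\,4\,5\,6\,3\,2\,8\,9\,7$, in particular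
\[
\mathrm{row}_1\approx\{45,56\}=\mathrm{row}_5,\qquad \mathrm{row}_1\approx\{14,17\}=\mathrm{col}_1,\qquad \mathrm{row}_1\approx\{14,45\}.
\]
Apply row and column permutations, which map each $\mathrm{row}_n$ to some $\mathrm{row}_{n'}$. The first relation gives $\mathrm{row}_n\approx\mathrm{row}_{n'}$ whenever $n,n'$ lie in different rows and different columns. Each of the triples $\{1,5,9\}$, $\{2,6,7\}$, $\{3,4,8\}$ thus yields a closed chain of length three, and three numbers with all pairwise sums $\tau$ equal $\tau/2$. So $t=\tau/2$ on all $\mathrm{row}_n$. The second relation gives $\mathrm{row}_n\approx\mathrm{col}_n$, and the third relates every mixed pair to some $\mathrm{row}_n$. Hence $t=\tau/2$ on $E_0$.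

\emph{Pairs $e=\{u,v\}$ with $\pi(u)\ne\pi(v)$.} Let $e_0=\{\pi(u),\pi(v)\}$, take a base partition with $e_0\subset U_1$, and let $e'$ be the adjacent pair of $U_2$. There is a twin permutation that maps $e_0$ to $e$ and moves only elements over $\pi(u)$ and $\pi(v)$. It fixes $e'$, since $e'\subset U_2$ is disjoint from $e_0$. So $e\sim e'\in E_0$ and $t_e=\tau-\tau/2$.

\emph{Parallel pairs over $w_0\in W$.} The coloring in the second case of Lemma~\ref{lem:R1} gives $\{w_0,w_0^{(5)}\}\sim e'$ with $e'\subset U_2$ and $w_0\notin U_2$. Permuting the elements over $w_0$ fixes $e'$ and reaches every parallel pair over $w_0$, so again $t=\tau-\tau/2$.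
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Let $k\ge4$, $m\ge m_0(k)$ and $I=I_{G_k}$. By Lemma~\ref{lem:count}, $m\ge|E|=m_0(k)\ge|V|$, so both parties have enough settings. Lemmas~\ref{lem:local} and~\ref{lem:R1} give $L=m_0(k)-2$. Lemmas~\ref{lem:quantum} and~\ref{lem:proj} give $Q=NS=S=m_0(k)$, attained with $\Phi_4$. By Lemmas~\ref{lem:R1} and~\ref{lem:R2} and Proposition~\ref{prop:facet}, $I\le L$ is a non-positivity facet inequality. For $k=4$, $m_0=32+40-18=54$.
\end{proof}

\begin{thebibliography}{9}

\bibitem{CEG}
Cabello, Estebaranz and Garc\'ia-Alcaine, Phys. Lett. A 212, 183 (1996).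

\bibitem{FHZG}
Ricardo Faleiro, Flavien Hirsch, Emmanuel Zambrini Cruzeiro and Nicolas Gisin, ``Bell inequalities from outcome equalities'', arXiv:2603.17030 (2026).

\end{thebibliography}
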